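\title{Symmetric quantum circuits implement every symmetric unitary}

\begin{abstract}
Let a finite group $\Gamma$ permute a finite set of qubits. A layered circuit of single-qubit gates and threshold gates, with ancillas, is called symmetric if every element of $\Gamma$ extends to a permutation of the wires that preserves each layer. Such a circuit can only implement unitaries that commute with $\Gamma$. We prove the converse, for every finite group and every action: each unitary that commutes with $\Gamma$ is implemented exactly by a symmetric circuit, and one circuit skeleton with adjustable rotation angles serves for all of them. The construction uses a register of ancillas carrying the regular action of $\Gamma$ as a reference frame, held in superposition over all group elements. We also show that CNOT and single-qubit gates alone suffice if and only if all input qubits have the same stabilizer, and that every covariant channel is realized by a symmetric circuit followed by discarding ancillas.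
\end{abstract}

\section{Introduction}

A unitary may have a symmetry that its usual circuits lack. The operator that swaps two qubits $a$ and $b$ is unchanged when their names are exchanged, but the circuit $\mathrm{CNOT}_{a\to b}\,\mathrm{CNOT}_{b\to a}\,\mathrm{CNOT}_{a\to b}$ must decide at its first step which qubit is the control. It is natural to ask whether such a choice can always be avoided: if a unitary commutes with a group that permutes the qubits, can it be performed by a circuit in which every single step respects the group? The question is posed by Castro-Silva, Gur and Strelchuk \cite{CGS} for the circuit model described below. We show that the answer is yes.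

\subsection{Symmetric circuits}

For a finite set $V$ of wires let $\mathcal H_V=(\mathbb C^2)^{\otimes V}$, with computational basis $|v\rangle$, $v\in\{0,1\}^V$. A bijection $\pi$ of $V$ acts on strings by $(\pi v)_w=v_{\pi^{-1}w}$ and on $\mathcal H_V$ by the unitary $P_\pi|v\rangle=|\pi v\rangle$, which moves the qubit on wire $w$ to wire $\pi w$; one has $P_\pi P_{\pi'}=P_{\pi\pi'}$. If a group $\Gamma$ acts on $V$ we write $P_\sigma$ for the unitary of $\sigma\in\Gamma$. We write $\mathsf X,\mathsf Z$ for the Pauli matrices and $\mathsf H$ for the Hadamard gate.

Throughout, $\Gamma$ is a finite group acting on a finite set $\Lambda$ of \emph{input} wires, $n=|\Lambda|$ and $m=|\Gamma|$. The action need not be faithful or transitive. A unitary $U$ on $\mathcal H_\Lambda$ is \emph{$\Gamma$-symmetric} if $P_\sigma UP_\sigma^{*}=U$ for all $\sigma\in\Gamma$. (The opposite convention for $P_\sigma$ replaces $\sigma$ by $\sigma^{-1}$ and gives the same class.)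

A \emph{circuit} has wire set $\Lambda\sqcup A$, where $A$ is a finite set of ancillas, each initialized to $|0\rangle$. There are two kinds of gates.
\begin{itemize}
\item A single-qubit gate applies an arbitrary $u\in U(2)$ to one wire.
\item A threshold gate $\mathrm{Th}^k_t$, with integers $k\ge1$ and $t\ge0$, has an unordered set $S$ of $k$ control wires and a target wire $r\notin S$, and acts by
\[
|x_S\rangle|b\rangle_r\;\longmapsto\;|x_S\rangle\,\Big|\,b\oplus\Big[\textstyle\sum_{s\in S}x_s\ge t\Big]\Big\rangle_r ,
\]
where $[\,\cdot\,]$ is $1$ if the condition holds and $0$ otherwise. The gate $\mathrm{Th}^1_1$ is CNOT.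
\end{itemize}
A \emph{layer} is a finite set of gates acting on pairwise disjoint sets of wires; it defines a unitary that does not depend on the order of its gates. A circuit $C$ is a finite sequence of layers, their number is its \emph{depth}, and we also write $C$ for the product of the layers in order. The circuit \emph{implements} a unitary $U$ on $\mathcal H_\Lambda$ if there is a real $\theta$ with
\[
C\big(|\psi\rangle\otimes|0\rangle_A\big)=e^{i\theta}\,U|\psi\rangle\otimes|0\rangle_A\qquad\text{for all }\psi\in\mathcal H_\Lambda ,
\]
where $|0\rangle_A$ is the all-zero state. Implementation is exact, and the ancillas must be returned clean.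

A bijection $\pi$ of the wires sends a gate to a gate: $u$ on wire $w$ goes to $u$ on wire $\pi w$, and $\mathrm{Th}^k_t$ with controls $S$ and target $r$ goes to $\mathrm{Th}^k_t$ with controls $\pi S$ and target $\pi r$. We say that $\pi$ \emph{preserves} a layer if it sends every gate of the layer to a gate of the layer.

\begin{definition}
A circuit on $\Lambda\sqcup A$ is \emph{$\Gamma$-symmetric} if for every $\sigma\in\Gamma$ there is a bijection $\pi_\sigma$ of $\Lambda\sqcup A$ that agrees with $\sigma$ on $\Lambda$ and preserves every layer.
\end{definition}

The definition says that someone who relabels the inputs by $\sigma$ can relabel the ancillas so as to see the same circuit diagram. It does not ask that $\sigma\mapsto\pi_\sigma$ be a homomorphism. Our constructions will have this stronger property, while our impossibility result uses only the definition as stated. When $\Gamma$ acts on the whole wire set we call a layer \emph{invariant} if every element of $\Gamma$ preserves it.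

\begin{proposition}\label{prop:converse}
A unitary implemented by a $\Gamma$-symmetric circuit is $\Gamma$-symmetric.
\end{proposition}

\begin{proof}
Fix $\sigma$ and put $\pi=\pi_\sigma$. Distinct gates of a layer have disjoint wire sets, hence distinct images, so $\pi$ permutes the gates of each layer. Conjugating a gate by $P_\pi$ gives its image, so $P_\pi$ commutes with each layer and with $C$. Since $\pi$ maps $\Lambda$ onto $\Lambda$, it maps $A$ onto $A$, and $P_\pi(|\psi\rangle|0\rangle_A)=P_\sigma|\psi\rangle|0\rangle_A$. Therefore
\[
e^{i\theta}UP_\sigma|\psi\rangle|0\rangle_A=CP_\pi|\psi\rangle|0\rangle_A=P_\pi C|\psi\rangle|0\rangle_A=e^{i\theta}P_\sigma U|\psi\rangle|0\rangle_A .\qedhere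
\]
\end{proof}

The problem is the converse: \emph{given a finite group $\Gamma$ acting on a finite set $\Lambda$, is every $\Gamma$-symmetric unitary implemented by a $\Gamma$-symmetric circuit?}

\subsection{The simplest cases}\label{sec:simple}

For the trivial group the answer is yes, because CNOT and single-qubit gates are exactly universal. For a nontrivial group, symmetry and the disjointness of the gates in a layer combine into a real constraint.

\begin{lemma}[rigidity]\label{lem:rigid}
If $\pi$ preserves a layer and a gate of the layer shares a wire with its image under $\pi$, then the gate equals its image.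
\end{lemma}

\begin{proof}
Both gates belong to the layer, and distinct gates of a layer share no wire.
\end{proof}

Suppose, for instance, that $\Gamma$ is transitive on $\Lambda$ and that there are no ancillas. If a threshold gate had target $r$ and a control $s$, an element $\sigma$ with $\sigma r=s$ would send it to a gate with target $s$; by Lemma~\ref{lem:rigid} the two gates coincide, so $s=r$, which is excluded. Every layer is then of the form $u^{\otimes n}$, and so is the circuit. Ancillas are therefore indispensable, and they help because the group may move them.

\begin{example}[cyclic shift]\label{ex:shift}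
Let $\Gamma=\mathbb Z_n$ act on $\Lambda=\mathbb Z_n$ by translation, $n\ge2$, and let $U$ be the shift that moves qubit $j$ to wire $j+1$. Add an ancilla $j'$ for each $j$, permuted like the inputs. The four layers
\[
\{\mathrm{CNOT}_{j\to j'}\}_j,\qquad\{\mathrm{CNOT}_{j'\to j}\}_j,\qquad\{\mathrm{CNOT}_{j'\to j+1}\}_j,\qquad\{\mathrm{CNOT}_{j+1\to j'}\}_j
\]
are invariant. On a basis state they copy $x_j$ to $j'$, erase it from $j$, write it on $j+1$, and erase it from $j'$. For $n=2$ this is a symmetric circuit for the swap.
\end{example}

For the symmetric group $\mathcal S_n$ acting naturally on $n$ qubits, every symmetric unitary is implemented by a symmetric circuit \cite{CGS}. In that case the gate set fits the group: the orbits of $\mathcal S_n$ on strings are the level sets of the Hamming weight, which is what a threshold gate reads. For a general group there are two reasons for doubt. First, a threshold gate cannot see any order among its controls, while a smaller group has more orbits and more symmetric unitaries. Second, Lemma~\ref{lem:rigid} restricts how information can leave a wire: a gate that touches a wire fixed by $\pi_\sigma$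 must itself be fixed by $\pi_\sigma$. The second obstruction is fatal for two-wire gates (Theorem~\ref{thm:cnot}) and is overcome by threshold gates; the first is overcome by ancillas indexed by the group itself.

\subsection{Results}

\begin{theorem}[universality]\label{thm:universal}
Let $\Gamma$ be a finite group acting on a finite set $\Lambda$, $|\Lambda|=n$, and let $U$ be a $\Gamma$-symmetric unitary on $\mathcal H_\Lambda$. Then some $\Gamma$-symmetric circuit $C$ satisfies $C(|\psi\rangle|0\rangle_A)=U|\psi\rangle|0\rangle_A$ for all $\psi$, with no extra phase. Moreover $C$ uses $|\Gamma|+|\Gamma|(n+|\Gamma|)$ ancillas, and $\sigma\mapsto\pi_\sigma$ is a group action on the wires.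
\end{theorem}

With Proposition~\ref{prop:converse}, the unitaries implemented by $\Gamma$-symmetric circuits are exactly the $\Gamma$-symmetric ones. The circuit depends on $U$ very little. By a \emph{skeleton} we mean a circuit in which the wire set, the depth, and the positions and types of all gates are fixed, but the angles $\theta$ of gates of the forms $e^{i\theta\mathsf Z}$, $e^{i\theta\mathsf X}$, $e^{i\theta}I$ are left free.

\begin{theorem}[uniform skeleton]\label{thm:skeleton}
For fixed $(\Gamma,\Lambda)$ a single skeleton suffices in Theorem~\ref{thm:universal} for all $U$: the only parameters that depend on $U$ are the angles of gates $e^{i\theta\mathsf Z}$, $e^{i\theta\mathsf X}$, $e^{i\theta}I$. In particular the depth is bounded by a constant depending only on $(\Gamma,\Lambda)$.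
\end{theorem}

The next result shows when threshold gates with several controls are needed. Recall that the stabilizer of $x\in\Lambda$ is $\Gamma_x=\{\sigma:\sigma x=x\}$, and that an action is \emph{free} (or semiregular) if all stabilizers are trivial.

\begin{theorem}[two-wire gates]\label{thm:cnot}
Restrict the threshold gates to those with one control, so that circuits consist of CNOT and single-qubit gates. Then $\Gamma$-symmetric circuits implement all $\Gamma$-symmetric unitaries on $\mathcal H_\Lambda$ if and only if all points of $\Lambda$ have the same stabilizer, that is, if and only if the quotient of $\Gamma$ by the kernel of the action acts freely on $\Lambda$. For example, they do not for $\mathcal S_n$, $n\ge3$, acting naturally.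
\end{theorem}

A \emph{channel} is a completely positive trace-preserving linear map on the operators on $\mathcal H_\Lambda$.

\begin{corollary}[channels]\label{cor:channels}
Every channel $\mathcal E$ on the input qubits that is $\Gamma$-covariant, meaning $\mathcal E(P_\sigma\rho P_\sigma^*)=P_\sigma\mathcal E(\rho)P_\sigma^*$ for all $\sigma$ and $\rho$, is realized exactly by a $\Gamma$-symmetric circuit with ancillas initialized to $|0\rangle$, followed by discarding a $\Gamma$-invariant set of ancillas.
\end{corollary}

The proof of Theorems~\ref{thm:universal} and~\ref{thm:skeleton} has three parts. Section~\ref{sec:diag} implements all symmetric \emph{diagonal} unitaries by a direct construction. Section~\ref{sec:lie} shows that these, together with the rotation of all qubits by a common angle, give the exact exponential of every element of the Lie algebra they generate. Section~\ref{sec:frame} enlarges the register by a reference frame, so that this Lie algebra contains what is needed to perform $U$. Sections~\ref{sec:cnot} and~\ref{sec:channels} treat two-wire gates and channels.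

\section{Symmetric diagonal unitaries}\label{sec:diag}

An ordinary circuit for a symmetric unitary makes arbitrary choices. One way to remove them is to make all $\Gamma$-translates of the choices at once, each on its own copy of the data. Qubits can be copied in the computational basis, and this is enough for a diagonal unitary: each of the $m$ copies contributes an $m$-th of the desired phase.

\begin{example}[controlled $\mathsf Z$]\label{ex:cz}
Let $\Gamma=\{1,\sigma\}$ exchange two wires $a,b$, and consider $|v\rangle\mapsto(-1)^{v_av_b}|v\rangle$. Take four ancillas $(w,g)$ with $w\in\{a,b\}$ and $g\in\Gamma$, on which $\sigma$ acts in both coordinates: $(a,1)\leftrightarrow(b,\sigma)$ and $(b,1)\leftrightarrow(a,\sigma)$. The invariant layers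
\[
\{\mathrm{CNOT}_{a\to(a,1)},\mathrm{CNOT}_{b\to(b,\sigma)}\},\qquad\{\mathrm{CNOT}_{a\to(a,\sigma)},\mathrm{CNOT}_{b\to(b,1)}\}
\]
copy $v_w$ to both wires $(w,g)$. Group the ancillas into two ordered pairs that $\sigma$ exchanges:
\[
\begin{array}{c|cc|c}
 & \text{first wire} & \text{second wire} & \text{content}\\ \hline
g=1 & (a,1) & (b,1) & (v_a,v_b)\\
g=\sigma & (b,\sigma) & (a,\sigma) & (v_b,v_a)
\end{array}
\]
Any circuit on an ordered pair of wires, run simultaneously on both rows, has invariant layers. Choose a circuit for the phase $i^{u_1u_2}$. Since $\frac\pi2u_1u_2=\frac\pi8\big(1-(-1)^{u_1}-(-1)^{u_2}+(-1)^{u_1+u_2}\big)$, one may apply $e^{i\pi/8}I$ and $e^{-i\pi\mathsf Z/8}$ to the first wire, $e^{-i\pi\mathsf Z/8}$ to the second, and then $e^{i\pi\mathsf Z/8}$ to the second wire between two CNOTs from the first to the second. The total phase is $i^{v_av_b}\,i^{v_bv_a}=(-1)^{v_av_b}$, and repeating the two copying layers clears the ancillas.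
\end{example}

One step of the example does not generalize directly. If $\sigma\ne1$ fixes a wire $w$, it sends $\mathrm{CNOT}_{w\to(w,g)}$ to $\mathrm{CNOT}_{w\to(w,\sigma g)}$, a different gate on the same wire $w$, which Lemma~\ref{lem:rigid} forbids. The copies of $w$ have to be made by gates that treat the wires $(w,g)$, $g\in\Gamma$, as an unordered set. A threshold gate has an unordered set of controls rather than of targets, and Hadamard gates exchange the two roles.

\begin{lemma}\label{lem:diag}
Let $V\ne\emptyset$ be a finite set of wires on which $\Gamma$ acts, and let $\Gamma$ act on ancillas $V\times\Gamma$ by $\sigma(w,g)=(\sigma w,\sigma g)$. There is a skeleton on $V\sqcup(V\times\Gamma)$ such that, for every $\Gamma$-invariant function $f:\{0,1\}^V\to\mathbb R$, a choice of angles gives a circuit with invariant layers that maps $|v\rangle|0\rangle\mapsto e^{if(v)}|v\rangle|0\rangle$ for all $v\in\{0,1\}^V$.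
\end{lemma}

\begin{proof}
\emph{Fan-out.} Apply $\mathsf H$ to all wires. For $t=1,\dots,m$ in turn, apply the layer that contains, for every $w\in V$, the gate $\mathrm{Th}^m_t$ with controls $\{w\}\times\Gamma$ and target $w$. Then apply $\mathsf H$ to all wires again. In a threshold layer the gates for different $w$ use disjoint wires, and $\sigma$ sends the gate for $w$ to the gate for $\sigma w$, because $\sigma(\{w\}\times\Gamma)=\{\sigma w\}\times\Gamma$. So all these layers are invariant.

If $k$ of the $m$ controls of $w$ are $1$, the target $w$ is flipped $\sum_{t=1}^m[k\ge t]=k$ times. Hence the $m$ threshold layers together add to each $w$ the parity of its controls, and their product is $\prod_{w,g}\mathrm{CNOT}_{(w,g)\to w}$. Since $\mathsf H^2=I$ and $(\mathsf H\otimes\mathsf H)\,\mathrm{CNOT}_{c\to r}\,(\mathsf H\otimes\mathsf H)=\mathrm{CNOT}_{r\to c}$, the fan-out step implements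
\begin{equation}\label{eq:fanout}
\prod_{w\in V,\;g\in\Gamma}\mathrm{CNOT}_{w\to(w,g)},
\end{equation}
which writes $v_w$ on every ancilla $(w,g)$.

\emph{Blocks.} For $g\in\Gamma$ call $V\times\{g\}$ \emph{block} $g$, and say that the wire $(gp,g)$ has \emph{position} $p\in V$ in it. Each block has exactly one wire in each position. Since $\sigma(gp,g)=((\sigma g)p,\sigma g)$, the group permutes the blocks and preserves positions. Consequently, any sequence of single-qubit gates and CNOTs on wires labeled by positions, with no symmetry at all, may be executed one gate at a time, simultaneously in all blocks: each layer has one gate per block, so its gates are disjoint, and it is invariant. After the fan-out, position $p$ of block $g$ holds $v_{gp}=(g^{-1}v)_p$; read by positions, block $g$ holds the string $g^{-1}v$.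

\emph{Phases.} In each block we apply $|u\rangle\mapsto e^{if(u)/m}|u\rangle$. The functions $\chi_S(u)=(-1)^{\sum_{s\in S}u_s}$, $S\subseteq V$, form an orthogonal basis of the real functions on $\{0,1\}^V$, so $f/m=\sum_S\theta_S\chi_S$ with real $\theta_S$. For each nonempty $S$ fix $s_0\in S$, apply CNOTs from each $s\in S\setminus\{s_0\}$ to $s_0$, so that $s_0$ holds the parity of $u$ on $S$, apply $e^{i\theta_S\mathsf Z}$ to $s_0$, and undo the CNOTs; the effect is the phase $e^{i\theta_S\chi_S(u)}$. For $S=\emptyset$ apply $e^{i\theta_\emptyset}I$ at a fixed position. We do this for all $S$ in a fixed order, also when $\theta_S=0$, so that only the angles depend on $f$. The total phase is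
\[
\exp\Big(\frac im\sum_{g\in\Gamma}f(g^{-1}v)\Big)=e^{if(v)} ,
\]
and this is the one place where the invariance of $f$ is used.

\emph{Clean-up.} The CNOTs in \eqref{eq:fanout} commute and are involutions, so repeating the fan-out returns the ancillas to $|0\rangle$.
\end{proof}

The method stops at diagonal unitaries: the state $\sum_vc_v|v\rangle|v\rangle\cdots|v\rangle$ produced by the fan-out is entangled across the blocks, and a gate that changes the string in one block destroys the agreement on which the clean-up relies. The only non-diagonal operation we shall add is the most elementary one, the same rotation $e^{is\mathsf X}$ on every wire. The next section explains how much can be composed from such a list of operations.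

\section{Exact exponentials from generators}\label{sec:lie}

Suppose we can perform $e^{sY_1},\dots,e^{sY_k}$ for all real $s$, where the $Y_j$ are skew-Hermitian matrices. Product formulas such as $e^{Y+Y'}=\lim_r(e^{Y/r}e^{Y'/r})^r$ and their analogue for commutators approximate $e^Y$ for every $Y$ in the Lie algebra generated by the $Y_j$, by products whose length grows with the accuracy. We need equality, with bounded length. The way to obtain it is to replace commutators, which are limits, by conjugates $uY_ju^{-1}$, whose exponentials $u\,e^{sY_j}u^{-1}$ are finite products.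

We use the following textbook facts. A real subspace $\mathfrak g$ of the space $\mathfrak u(N)$ of skew-Hermitian $N\times N$ matrices is a Lie algebra if it is closed under the commutator. For each such $\mathfrak g$ there is a subgroup $G_{\mathfrak g}\subseteq U(N)$, containing $e^Y$ for all $Y\in\mathfrak g$, that carries the structure of a connected Lie group for which the inclusion in $U(N)$ is a smooth immersion, the tangent space at $1$ is $\mathfrak g$, and $\exp:\mathfrak g\to G_{\mathfrak g}$ is smooth. The subgroup need not be closed in $U(N)$, and its topology may be finer than the subspace topology, as for $\mathfrak g=\mathbb R\cdot\mathrm{diag}(i,i\sqrt2)$; topological terms below refer to the Lie group $G_{\mathfrak g}$.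

\begin{lemma}\label{lem:lie}
Let $Y_1,\dots,Y_k\in\mathfrak u(N)$ and let $\mathfrak g$ be the real Lie algebra they generate. For every compact set $\mathcal K\subset\mathfrak g$ there is a sequence of indices $j_1,\dots,j_\ell$ such that for each $Y\in\mathcal K$ there are real numbers $s_1,\dots,s_\ell$ with
\[
e^Y=e^{s_1Y_{j_1}}\cdots e^{s_\ell Y_{j_\ell}} .
\]
\end{lemma}

\begin{proof}
Let $G$ be the group of all finite products of matrices $e^{sY_j}$, and let
\[
\mathfrak v=\mathrm{span}_{\mathbb R}\{uY_ju^{-1}:u\in G,\ 1\le j\le k\}.
\]

\emph{Conjugates span $\mathfrak g$.} For $Y\in\mathfrak g$ we have $e^{sY_j}Ye^{-sY_j}=\sum_{r\ge0}\frac{s^r}{r!}(\mathrm{ad}\,Y_j)^rY$, where $(\mathrm{ad}\,Y_j)Y=[Y_j,Y]$, and this lies in $\mathfrak g$ because $\mathfrak g$ is a closed subspace. So conjugation by $G$ preserves $\mathfrak g$, and $\mathfrak v\subseteq\mathfrak g$. Conjugation by $G$ also preserves $\mathfrak v$; differentiating $e^{sY_j}Ye^{-sY_j}\in\mathfrak v$ at $s=0$ gives $[Y_j,\mathfrak v]\subseteq\mathfrak v$. The set $\{M\in\mathfrak u(N):[M,\mathfrak v]\subseteq\mathfrak v\}$ is a Lie algebra, by the identity $[[M,M'],Y]=[M,[M',Y]]-[M',[M,Y]]$,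 and it contains every $Y_j$; hence it contains $\mathfrak g$, and in particular $\mathfrak v$. Thus $\mathfrak v$ is a Lie algebra containing every $Y_j$, and $\mathfrak v=\mathfrak g$.

\emph{A neighborhood of the identity.} Choose a basis of $\mathfrak g$ of the form $u_aY_{j(a)}u_a^{-1}$, $a=1,\dots,q$, with $u_a\in G$, and define
\[
F:\mathbb R^q\to G_{\mathfrak g},\qquad F(t)=\prod_{a=1}^q\exp\big(t_a\,u_aY_{j(a)}u_a^{-1}\big)=\prod_{a=1}^qu_a\,e^{t_aY_{j(a)}}u_a^{-1}.
\]
The map $F$ is smooth, $F(0)=1$, and its partial derivatives at $0$ are the basis elements. By the inverse function theorem $F(\mathbb R^q)$ contains a neighborhood of $1$ in $G_{\mathfrak g}$. Since $\exp:\mathfrak g\to G_{\mathfrak g}$ is continuous, there is $\varepsilon>0$ such that $e^{Y}\in F(\mathbb R^q)$ whenever $Y\in\mathfrak g$ and $\|Y\|<\varepsilon$.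

\emph{Roots.} Choose an integer $r$ with $\|Y\|<r\varepsilon$ for all $Y\in\mathcal K$. For such $Y$ we have $e^{Y/r}=F(t)$ for some $t$, so $e^Y=F(t)^r$. Write each $u_a$, once and for all, as a product of matrices $e^{sY_j}$, and $u_a^{-1}$ as the reversed product with opposite parameters. Then $F(t)^r$ is a product whose sequence of indices does not depend on $t$.
\end{proof}

We apply this to the operations that symmetric circuits perform directly. Let $V\neq\emptyset$ be a finite set of wires on which $\Gamma$ acts. Put
\[
T=\sum_{w\in V}\mathsf X_w,\qquad \Pi_O=\sum_{v\in O}|v\rangle\langle v|\quad\text{for }O\subseteq\{0,1\}^V .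
\]
The matrix $T$ is the adjacency matrix of the hypercube $\{0,1\}^V$: its entry $\langle u|T|v\rangle$ is $1$ if $u$ and $v$ differ in exactly one bit, and $0$ otherwise. Let $\mathfrak g_V\subseteq\mathfrak u(\mathcal H_V)$ be the real Lie algebra generated by $iT$ and by the $i\Pi_O$, where $O$ runs over the orbits of $\Gamma$ in $\{0,1\}^V$. Taking sums, $i\Pi_O\in\mathfrak g_V$ for every $\Gamma$-invariant set $O$.

\begin{proposition}\label{prop:exp}
For every compact $\mathcal K\subset\mathfrak g_V$ there is a skeleton on $V\sqcup(V\times\Gamma)$ such that, for each $Y\in\mathcal K$, a choice of angles gives a circuit with invariant layers that maps $|\varphi\rangle|0\rangle\mapsto e^Y|\varphi\rangle|0\rangle$ for all $\varphi\in\mathcal H_V$.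
\end{proposition}

\begin{proof}
By Lemma~\ref{lem:lie}, $e^Y$ is a product of factors $e^{isT}$ and $e^{is\Pi_O}$ in an order independent of $Y$. The operators $\mathsf X_w$ commute, so $e^{isT}$ is the invariant layer that applies $e^{is\mathsf X}$ to every wire of $V$. The factor $e^{is\Pi_O}$ is given by Lemma~\ref{lem:diag} with $f=s\mathbf 1_O$. All uses of that lemma share the ancillas $V\times\Gamma$, which are back in $|0\rangle$ after each use.
\end{proof}

To find elements of $\mathfrak g_V$, we cut $T$ into pieces. Commutators with projections select the edges of the hypercube that join two given invariant sets.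

\begin{lemma}\label{lem:edges}
If $O,O'\subseteq\{0,1\}^V$ are disjoint and $\Gamma$-invariant, then for all $c\in\mathbb C$
\[
c\,\Pi_OT\Pi_{O'}-\bar c\,\Pi_{O'}T\Pi_O\in\mathfrak g_V .
\]
\end{lemma}

\begin{proof}
The commutator $[i\Pi_O,M]$ multiplies the entry $\langle u|M|v\rangle$ by $i(\mathbf 1_O(u)-\mathbf 1_O(v))$. Hence $[i\Pi_{O'},[i\Pi_O,M]]$ multiplies it by $-(\mathbf 1_O(u)-\mathbf 1_O(v))(\mathbf 1_{O'}(u)-\mathbf 1_{O'}(v))$. This factor is nonzero only if exactly one of $u,v$ lies in $O$ and exactly one lies in $O'$; as the sets are disjoint, this means $(u,v)\in O\times O'$ or $(u,v)\in O'\times O$, and in both cases the factor is $1$. With $N=\Pi_OT\Pi_{O'}$, so that $N^*=\Pi_{O'}T\Pi_O$, we get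
\[
[i\Pi_{O'},[i\Pi_O,iT]]=i(N+N^*),\qquad[i\Pi_O,\,i(N+N^*)]=-(N-N^*).
\]
For $c=\alpha+i\beta$ we have $cN-\bar cN^*=\alpha(N-N^*)+\beta\,i(N+N^*)$.
\end{proof}

\section{A reference frame in superposition}\label{sec:frame}

\subsection{Why the inputs alone do not suffice}

The first attempt is $V=\Lambda$, in the hope that $\mathfrak g_\Lambda$ consists of all skew-Hermitian operators that commute with $\Gamma$. This fails already for $\Gamma=\mathbb Z_3$ acting on three wires. The orbits on $\{0,1\}^3$ are the four Hamming levels, the same as for $\mathcal S_3$, so $T$ and all $\Pi_O$ commute with $\mathcal S_3$, and so does every $e^Y$ with $Y\in\mathfrak g_\Lambda$. The cyclic shift is $\mathbb Z_3$-symmetric but does not commute with the transpositions. The generators see the group only through its orbits on strings, and an orbit lumps together strings that we need to address separately.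

The remedy is to attach to the input a string with trivial stabilizer. Let $B=\Gamma$ be a set of $m$ further wires with the left regular action $\sigma\cdot g=\sigma g$, and let
\[
V=\Lambda\sqcup B,\qquad \mathfrak g=\mathfrak g_V .
\]
Basis states of $\mathcal H_V$ are written $|x,b\rangle$ with $x\in\{0,1\}^\Lambda$ and $b\in\{0,1\}^B$. Let $e_g\in\{0,1\}^B$ be the string with a single $1$ at $g$, so that $\sigma e_g=e_{\sigma g}$. We think of $e_g$ as a reference frame: it records a labeling of the inputs, namely the standard one transported by $g$, and relative to it the input string $gx$ looks like $x$. Accordingly, for $x\in\{0,1\}^\Lambda$ let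
\[
O_x=\{(gx,e_g):g\in\Gamma\}
\]
be the orbit of $(x,e_1)$. The only element of $O_x$ with second component $e_1$ is $(x,e_1)$, so $O_x\ne O_z$ for $x\ne z$: every string now has its own orbit. This is where freeness of the action on $B$ is used; with a coset space $\Gamma/\Gamma'$ in place of $B$, the strings $x$ and $hx$ with $h\in\Gamma'$ would still share an orbit.

To perform an operator $K$ on $\mathcal H_\Lambda$ relative to the frame means to perform $P_gKP_g^*$ when the frame is $e_g$. So we define, for any operator $K$ on $\mathcal H_\Lambda$,
\[
\Phi(K)=\sum_{g\in\Gamma}P_gKP_g^*\otimes|e_g\rangle\langle e_g|,\qquad E_{xz}=\Phi(|x\rangle\langle z|)=\sum_{g\in\Gamma}|gx,e_g\rangle\langle gz,e_g| .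
\]
The map $\Phi$ is linear and satisfies $\Phi(KK')=\Phi(K)\Phi(K')$ and $\Phi(K^*)=\Phi(K)^*$, because the $|e_g\rangle$ are orthonormal. In particular
\begin{equation}\label{eq:units}
E_{xy}E_{zw}=\delta_{yz}E_{xw},\qquad E_{xz}^*=E_{zx},\qquad E_{xx}=\Pi_{O_x}.
\end{equation}
No symmetry of $K$ is needed for $\Phi(K)$ to commute with $\Gamma$: in the basis $|gx,e_g\rangle$ of the one-hot sector, labeled by pairs $(x,g)$, the group acts on $g$ alone and $\Phi(K)$ acts on $x$ alone.

\subsection{The swap, by hand}

Let $\Gamma=\{1,\sigma\}$ exchange two inputs. In $\{0,1\}^\Lambda$ the strings $01$ and $10$ form one orbit. With the frame there are four orbits in the one-hot sector: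
\[
\begin{array}{ll}
O_{00}=\{(00,e_1),(00,e_\sigma)\}, & O_{01}=\{(01,e_1),(10,e_\sigma)\},\\[2pt]
O_{11}=\{(11,e_1),(11,e_\sigma)\}, & O_{10}=\{(10,e_1),(01,e_\sigma)\}.
\end{array}
\]
The strings $e_1$ and $e_\sigma$ differ in two bits, so an edge of the hypercube between two of these orbits keeps the frame and flips one input bit. Reading off the edges,
\begin{align*}
\Pi_{O_{01}}T\Pi_{O_{00}}&=|01,e_1\rangle\langle00,e_1|+|10,e_\sigma\rangle\langle00,e_\sigma|=E_{01,00},\\
\Pi_{O_{00}}T\Pi_{O_{10}}&=|00,e_1\rangle\langle10,e_1|+|00,e_\sigma\rangle\langle01,e_\sigma|=E_{00,10}.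
\end{align*}
Their product is $E_{01,10}=|01,e_1\rangle\langle10,e_1|+|10,e_\sigma\rangle\langle01,e_\sigma|$, which sends $10$ to $01$ in the frame $e_1$ and $01$ to $10$ in the frame $e_\sigma$: the asymmetric operator $|01\rangle\langle10|$ has become a symmetric one. By Lemma~\ref{lem:edges} and \eqref{eq:units},
\[
[\,cE_{01,00}-\bar cE_{00,01}\,,\,E_{00,10}-E_{10,00}\,]=cE_{01,10}-\bar cE_{10,01}\in\mathfrak g .
\]
The swap is $1-2|s\rangle\langle s|=e^K$ with $|s\rangle=(|01\rangle-|10\rangle)/\sqrt2$ and $K=i\pi|s\rangle\langle s|$. Expanding $|s\rangle\langle s|$,
\[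
\Phi(K)=\tfrac{\pi}{2}\big(i\Pi_{O_{01}}+i\Pi_{O_{10}}\big)+\big(cE_{01,10}-\bar cE_{10,01}\big),\qquad c=-\tfrac{i\pi}2 ,
\]
so $\Phi(K)\in\mathfrak g$. As $K$ commutes with $P_\sigma$, we have $\Phi(K)=K\otimes(|e_1\rangle\langle e_1|+|e_\sigma\rangle\langle e_\sigma|)$, and $e^{\Phi(K)}$ swaps the inputs whenever $B$ is in a one-hot state. A symmetric circuit cannot prepare $|e_1\rangle$ from $|0\rangle_B$, since $|e_1\rangle$ is not invariant. It can, as we now show, prepare $(|e_1\rangle+|e_\sigma\rangle)/\sqrt2$, and that is enough.

\subsection{Proof of Theorems~\ref{thm:universal} and~\ref{thm:skeleton}}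

Let $|\omega\rangle=m^{-1/2}\sum_{g}|e_g\rangle\in\mathcal H_B$ be the uniform superposition of all frames.

\begin{lemma}\label{lem:frame}
The Lie algebra $\mathfrak g$ contains
\begin{itemize}
\item[(a)] $J=1\otimes\big(|\omega\rangle\langle0|-|0\rangle\langle\omega|\big)$, where $|0\rangle=|0\rangle_B$;
\item[(b)] $\Phi(K)$ for every skew-Hermitian operator $K$ on $\mathcal H_\Lambda$.
\end{itemize}
\end{lemma}

\begin{proof}
(a) The sets $O=\{(x,e_g):x,g\}$ and $O'=\{(y,0):y\}$ are invariant and disjoint. The strings $(x,e_g)$ and $(y,0)$ already differ in the bit $g\in B$, so they differ in exactly one bit if and only if $x=y$. Hence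
\[
\Pi_OT\Pi_{O'}=\sum_{x,g}|x,e_g\rangle\langle x,0|=\sqrt m\;1\otimes|\omega\rangle\langle0| ,
\]
and Lemma~\ref{lem:edges} with $c=m^{-1/2}$ gives $J\in\mathfrak g$.

(b) We first show that
\begin{equation}\label{eq:E}
cE_{xz}-\bar cE_{zx}\in\mathfrak g\qquad\text{for all }x\ne z\text{ and }c\in\mathbb C ,
\end{equation}
by induction on the number of bits in which $x$ and $z$ differ. Suppose they differ in one bit. For $g\ne h$ the strings $(gx,e_g)$ and $(hz,e_h)$ differ in at least the two bits $g,h\in B$; for $g=h$ they differ exactly where $gx$ and $gz$ do, that is, in one bit. So $\Pi_{O_x}T\Pi_{O_z}=E_{xz}$, and \eqref{eq:E} is Lemma~\ref{lem:edges} for the distinct orbits $O_x,O_z$. Suppose next that $x$ and $z$ differ in at least two bits, and let $y$ be obtained from $z$ by flipping one of them. Then $x,y,z$ are distinct, and $M=cE_{xy}-\bar cE_{yx}$ and $M'=E_{yz}-E_{zy}$ lie in $\mathfrak g$ by induction. By \eqref{eq:units}, among the four terms of $MM'$ only $cE_{xy}E_{yz}=cE_{xz}$ survives, and among those of $M'M$ only $(-E_{zy})(-\bar cE_{yx})=\bar cE_{zx}$. So $[M,M']=cE_{xz}-\bar cE_{zx}$, which proves \eqref{eq:E}.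

Now let $K=\sum_{x,z}K_{xz}|x\rangle\langle z|$ be skew-Hermitian, so that $K_{zx}=-\overline{K_{xz}}$ and $K_{xx}\in i\mathbb R$. Then
\[
\Phi(K)=\sum_xK_{xx}\Pi_{O_x}+\frac12\sum_{x\ne z}\big(K_{xz}E_{xz}-\overline{K_{xz}}E_{zx}\big).
\]
The first sum is a real combination of generators $i\Pi_{O_x}$, and the second lies in $\mathfrak g$ by \eqref{eq:E}.
\end{proof}

\begin{proof}[Proof of Theorems~\ref{thm:universal} and~\ref{thm:skeleton}]
The plan is to rotate $B$ from $|0\rangle$ to $|\omega\rangle$, apply $U$ relative to the frame, and rotate back.

The vectors $|0\rangle_B$ and $|\omega\rangle$ are orthonormal, and $J$ maps $|\psi\rangle|0\rangle$ to $|\psi\rangle|\omega\rangle$ and $|\psi\rangle|\omega\rangle$ to $-|\psi\rangle|0\rangle$. Hence $e^{\theta J}|\psi\rangle|0\rangle=|\psi\rangle(\cos\theta\,|0\rangle+\sin\theta\,|\omega\rangle)$, and $R=e^{\pi J/2}$ satisfies $R|\psi\rangle|0\rangle=|\psi\rangle|\omega\rangle$ for all $\psi$.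

By the spectral theorem $U=e^K$ for a skew-Hermitian $K$ with $\|K\|\le\pi$: take logarithms of the eigenvalues in $i(-\pi,\pi]$. Since $\Phi$ is multiplicative, $\Phi(K)^r=\Phi(K^r)$ for $r\ge1$, so $e^{\Phi(K)}=1-\Phi(1)+\Phi(U)$, where $\Phi(1)$ is the projection onto the one-hot sector. On that sector $e^{\Phi(K)}$ therefore acts as $\Phi(U)$, and
\begin{equation}\label{eq:middle}
e^{\Phi(K)}|\psi\rangle|\omega\rangle=\frac1{\sqrt m}\sum_{g\in\Gamma}P_gUP_g^*|\psi\rangle\otimes|e_g\rangle=U|\psi\rangle\otimes|\omega\rangle ,
\end{equation}
the last equality because $U$ is $\Gamma$-symmetric. Altogether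
\[
R^{-1}e^{\Phi(K)}R\,|\psi\rangle|0\rangle_B=U|\psi\rangle|0\rangle_B .
\]

The set $\mathcal K=\{\pm\frac\pi2J\}\cup\{\Phi(K):K^*=-K,\ \|K\|\le\pi\}$ lies in $\mathfrak g$ by Lemma~\ref{lem:frame}, is compact because $\Phi$ is linear, and depends only on $(\Gamma,\Lambda)$. Take the skeleton that Proposition~\ref{prop:exp} provides for $\mathcal K$ and concatenate three copies of it, with angles chosen for $R$, $e^{\Phi(K)}$ and $R^{-1}$ in this order. The resulting circuit has wires $\Lambda\sqcup B\sqcup(V\times\Gamma)$, on which $\Gamma$ acts extending its action on $\Lambda$; all layers are invariant; and it maps $|\psi\rangle|0\rangle$ to $U|\psi\rangle|0\rangle$. The ancillas are $B\sqcup(V\times\Gamma)$, of number $m+(n+m)m$. This proves Theorem~\ref{thm:universal}, and since the skeleton does not depend on $U$ it also proves Theorem~\ref{thm:skeleton}.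
\end{proof}

\begin{remark}
The symmetry of $U$ enters only in the last equality of \eqref{eq:middle}. The circuit exists and is symmetric for an arbitrary unitary $U$, but then the component of the output with $B$ in the state $|0\rangle$ is the average $\frac1m\sum_gP_gUP_g^*|\psi\rangle$. An average of unit vectors is a unit vector only if they are all equal, so $B$ returns to $|0\rangle$ for all $\psi$ exactly when $U$ is symmetric. Otherwise the action on the inputs reveals information about the frame.
\end{remark}

\section{Two-wire gates}\label{sec:cnot}

In the circuits above, gates with more than one control occur only in the fan-out of Lemma~\ref{lem:diag}, where they were introduced to get around stabilizers. Theorem~\ref{thm:cnot} says that this reflects the truth: the fan-out can be done with CNOTs when stabilizers can be removed, and otherwise nothing can replace it.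

\begin{proof}[Proof of Theorem~\ref{thm:cnot}]
If $\Lambda=\emptyset$ there is nothing to prove. Let $N=\bigcap_x\Gamma_x$ be the kernel of the action, a normal subgroup. The stabilizer of $x$ in $\bar\Gamma=\Gamma/N$ is $\Gamma_x/N$, so $\bar\Gamma$ acts freely if and only if every $\Gamma_x$ equals $N$, that is, if and only if all stabilizers are equal. For $\mathcal S_n$ with $n\ge3$ the transposition $(2\;3)$ fixes $1$ but not $2$.

\emph{Necessity.} Suppose $\Gamma_x\ne\Gamma_y$ for some $x,y\in\Lambda$. We show that the $\Gamma$-symmetric unitary $U_0=1-2|1^n\rangle\langle1^n|$, where $1^n$ is the all-ones string, is not implemented. Let $C$ be a $\Gamma$-symmetric circuit whose gates are single-qubit gates and gates $\mathrm{Th}^1_t$, and form the graph on the wires with an edge for each two-wire gate of $C$.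

Let $x'\in\Lambda$ and $\sigma\in\Gamma_{x'}$, and let $\pi_\sigma$ be a bijection as in the definition; it fixes $x'$. If $\pi_\sigma$ fixes a wire $w$ and a gate acts on $\{w,w'\}$, the image of the gate also acts on $w$, so by Lemma~\ref{lem:rigid} it is the same gate, and $\pi_\sigma(w')=w'$. By induction along paths, $\pi_\sigma$ fixes every wire in the connected component of $x'$. So if $y'\in\Lambda$ lies in that component then $\Gamma_{x'}\subseteq\Gamma_{y'}$, and exchanging the roles gives $\Gamma_{x'}=\Gamma_{y'}$. (For a gate with several controls the step fails: $\pi_\sigma$ may fix the gate and permute its controls.)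

Hence $x$ and $y$ lie in different components. Let $\Lambda_1\ni x$ and $A_1$ be the inputs and ancillas in the component of $x$, and let $\Lambda_2\ni y$ and $A_2$ be the remaining ones. No gate joins $\Lambda_1\sqcup A_1$ to $\Lambda_2\sqcup A_2$, so $C=C_1\otimes C_2$. If $C$ implements $U$ with phase $\theta$, then projecting the ancillas onto $|0\rangle$ gives
\[
e^{i\theta}U(\psi_1\otimes\psi_2)=\psi_1'\otimes\psi_2',\qquad\psi_j'=\langle0|_{A_j}C_j\big(\psi_j\otimes|0\rangle_{A_j}\big),
\]
so $U$ maps product vectors across $\Lambda_1|\Lambda_2$ to product vectors. A vector is a product if and only if its matrix of amplitudes, with rows indexed by $\{0,1\}^{\Lambda_1}$ and columns by $\{0,1\}^{\Lambda_2}$, has rank at most one. The vector $\sum_v|v\rangle$ is a product. Its image under $U_0$ has all amplitudes $1$ except for $-1$ at $1^n$; as $\Lambda_1$ and $\Lambda_2$ are nonempty, the all-zero and all-one strings select the submatrix $\left(\begin{smallmatrix}1&1\\1&-1\end{smallmatrix}\right)$, which is invertible. So $C$ does not implement $U_0$.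

\emph{Sufficiency.} Suppose $\bar\Gamma$ acts freely on $\Lambda$. The groups $\Gamma$ and $\bar\Gamma$ have the same symmetric unitaries, and a $\bar\Gamma$-symmetric circuit is $\Gamma$-symmetric through $\pi_\sigma:=\pi_{\sigma N}$. Run the proof of Theorem~\ref{thm:universal} for $\bar\Gamma$. It remains to implement \eqref{eq:fanout} with CNOTs, for $V=\Lambda\sqcup B$ with $B=\bar\Gamma$, on which $\bar\Gamma$ acts freely. Choose a point $p$ in each orbit of $V$ and set $c(\sigma p)=\sigma$; by freeness this defines a map $c:V\to\bar\Gamma$ with $c(\sigma w)=\sigma c(w)$. For each $h\in\bar\Gamma$ take the layer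
\[
\big\{\mathrm{CNOT}_{w\to(w,\,c(w)h)}:w\in V\big\}.
\]
Its gates are disjoint, and $\sigma$ sends the gate at $w$ to the CNOT from $\sigma w$ to $(\sigma w,\sigma c(w)h)=(\sigma w,c(\sigma w)h)$, which is the gate at $\sigma w$; so the layer is invariant. As $h$ runs over $\bar\Gamma$ so does $c(w)h$, and the product of the layers is \eqref{eq:fanout}. The two copying layers of Example~\ref{ex:cz} are the case $|\bar\Gamma|=2$.
\end{proof}

With threshold gates the witness $U_0$ takes three layers and one ancilla $r$ fixed by the group: apply $\mathrm{Th}^n_n$ with controls $\Lambda$ and target $r$, then $\mathsf Z$ on $r$, then $\mathrm{Th}^n_n$ again.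

\section{Covariant channels}\label{sec:channels}

Write $\mathcal H=\mathcal H_\Lambda$. We recall the standard description of channels. Every channel has the form $\mathcal E(\rho)=\sum_{j=1}^kD_j\rho D_j^*$ with $\sum_jD_j^*D_j=1$ and with the Kraus operators $D_j$ linearly independent. Two linearly independent Kraus families of the same channel have the same size and are related by $D_i'=\sum_j\tau_{ij}D_j$ for a unitary matrix $\tau$, which is unique by linear independence. With $\mathcal F=\mathbb C^k$, the isometry $D=\sum_jD_j\otimes|j\rangle:\mathcal H\to\mathcal H\otimes\mathcal F$ is a minimal Stinespring dilation, $\mathcal E(\rho)=\mathrm{Tr}_{\mathcal F}D\rho D^*$, and the relation between two families reads $D'=(1\otimes\tau)D$.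

The Kraus operators of a covariant channel need not be symmetric. If $\sigma$ exchanges two qubits $a,b$, the channel $\rho\mapsto\frac12(\mathsf Z_a\rho\mathsf Z_a+\mathsf Z_b\rho\mathsf Z_b)$ is covariant and $\sigma$ exchanges its two Kraus operators. So the group acts on the environment $\mathcal F$, in general through an abstract representation, whereas in a circuit it can act on ancillas only by permuting wires. One-hot states bridge the gap, since they carry the regular representation.

\begin{proof}[Proof of Corollary~\ref{cor:channels}]
\emph{The representation on the environment.} For $\sigma\in\Gamma$ the operators $P_\sigma^*D_jP_\sigma$ are linearly independent, and they are Kraus operators of $\rho\mapsto P_\sigma^*\mathcal E(P_\sigma\rho P_\sigma^*)P_\sigma$, which is $\mathcal E$ by covariance. So there is a unique unitary $\tau_\sigma$ on $\mathcal F$ with $(P_\sigma^*\otimes1)DP_\sigma=(1\otimes\tau_\sigma)D$, that is,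
\[
DP_\sigma=(P_\sigma\otimes\tau_\sigma)D .
\]
Applying this twice gives $DP_{\sigma\sigma'}=(P_{\sigma\sigma'}\otimes\tau_\sigma\tau_{\sigma'})D$, so $\tau_{\sigma\sigma'}=\tau_\sigma\tau_{\sigma'}$ by uniqueness: $\tau$ is a unitary representation of $\Gamma$.

\emph{Embedding it in qubits.} Let $E=\Gamma\times\{1,\dots,k\}$ be a set of wires with $\sigma(g,j)=(\sigma g,j)$, and let $e_{(g,j)}\in\{0,1\}^E$ be the one-hot strings. Define
\[
\eta:\mathcal F\to\mathcal H_E,\qquad\eta\varphi=\frac1{\sqrt m}\sum_{g\in\Gamma}\sum_{j=1}^k\langle j|\tau_g^{-1}\varphi\rangle\,|e_{(g,j)}\rangle .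
\]
Then $\|\eta\varphi\|^2=\frac1m\sum_g\|\tau_g^{-1}\varphi\|^2=\|\varphi\|^2$, and the substitution $g=\sigma g'$, with $\tau_{\sigma g'}^{-1}\tau_\sigma=\tau_{g'}^{-1}$, gives $\eta\tau_\sigma=P_\sigma\eta$.

\emph{Extending to a symmetric unitary.} The maps $\alpha:\psi\mapsto\psi\otimes|0\rangle_E$ and $\beta=(1\otimes\eta)D$ are isometries $\mathcal H\to\mathcal H_{\Lambda\sqcup E}$, and both intertwine the action of $\Gamma$ on $\mathcal H$ with its action on $\mathcal H_{\Lambda\sqcup E}$ by permuting wires. Their ranges are invariant subspaces equivalent to $\mathcal H$, so the orthogonal complements of the ranges are invariant and have the same character, namely that of $\mathcal H_{\Lambda\sqcup E}$ minus that of $\mathcal H$. Finite-dimensional unitary representations of a finite group with equal characters are unitarily equivalent. Let $W$ equal $\beta\alpha^*$ on the range of $\alpha$ and such an equivalence on its complement. Then $W$ is a $\Gamma$-symmetric unitary on $\mathcal H_{\Lambda\sqcup E}$ with $W\alpha=\beta$.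

\emph{The circuit.} Theorem~\ref{thm:universal} for the action of $\Gamma$ on $\Lambda\sqcup E$ gives a symmetric circuit for $W$ with ancillas $A'$. Regard it as a circuit with inputs $\Lambda$ and ancillas $E\sqcup A'$; it is still $\Gamma$-symmetric, and it maps $\psi\otimes|0\rangle_E|0\rangle_{A'}$ to $\beta\psi\otimes|0\rangle_{A'}$. The ancillas $A'$ come back clean, the set $E$ is $\Gamma$-invariant, and discarding it yields
\[
\mathrm{Tr}_E\,\beta\rho\beta^*=\mathrm{Tr}_E\,(1\otimes\eta)D\rho D^*(1\otimes\eta^*)=\mathrm{Tr}_{\mathcal F}\,D\rho D^*=\mathcal E(\rho),
\]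
because $\eta^*\eta=1$.
\end{proof}

\begin{thebibliography}{1}

\bibitem{CGS}
Davi Castro-Silva, Tom Gur, Sergii Strelchuk,
\emph{Symmetric quantum computation},
arXiv:2501.01214 (2025).

\end{thebibliography}
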